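# Localized axisymmetric spots on a ferrofluid layer

## 1. A Lorentzian ring and its self-convolution

Fix a number $k_0>0$, put $\delta=k_0/4$, $I=(k_0-\delta,k_0+\delta)$ and $R_\delta=\{k\in\mathbb R^2:|k|\in I\}$. For $0<\varepsilon\le\frac12$ consider the function on the plane

$$P(k)=\frac{\varepsilon^2}{(|k|-k_0)^2+\varepsilon^2}\,\mathbf 1_{R_\delta}(k). \tag{1}$$

It is a ring: it has height $1$ on the circle $|k|=k_0$, width of order $\varepsilon$, and mass of order $\varepsilon$. Everything in this lecture turns on how large the convolution $P*P$ is, at which points and in which norm.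

Here is what the ring is for. We shall have to find a nonzero radial function $\hat\eta(k)$ on $\mathbb R^2$ with $\ell_\varepsilon(|k|)\,\hat\eta=$ (quadratic convolution term in $\hat\eta$) $+$ (higher order), where $\ell_\varepsilon(k)$ behaves near $k_0$ like $(k-k_0)^2+\varepsilon^2$ and is bounded below elsewhere. Try $\hat\eta=\varepsilon^2\gamma/\ell_\varepsilon$ on $R_\delta$, with $\gamma$ of order one; this is a multiple of the ring. The left side is $\varepsilon^2\gamma$. To find the right side on the ring we need $P*P$ near $|k|=k_0$, so we compute it.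

**Convolution of radial functions.** Fix $q\in\mathbb R^2\setminus\{0\}$ and use $r=|p|$, $s=|q-p|$ as coordinates for $p$. The gradients of $r$ and $s$ with respect to $p$ are the unit vectors along $p$ and $p-q$, so $|\partial(r,s)/\partial p|=|\sin\theta|$, where $\theta$ is the angle between $p$ and $q-p$. In the triangle with sides $r,s,|q|$ and area $\Delta(r,s,|q|)$ we have $\Delta=\frac12rs|\sin\theta|$, so the Jacobian is $2\Delta/(rs)$. Each pair $(r,s)$ with $|r-s|<|q|<r+s$ has two preimages, mirror images in the line through $q$. Hence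

$$\int_{\mathbb R^2}F(|p|,|q-p|)\,dp=\iint_{|r-s|<|q|<r+s}F(r,s)\,\frac{rs}{\Delta(r,s,|q|)}\,dr\,ds,\tag{2}$$

$$16\,\Delta^2=\big((r+s)^2-|q|^2\big)\big(|q|^2-(r-s)^2\big).$$

**Example: the infinitely thin ring.** Put all mass at $r=s=k_0$. By (2) the density of the self-convolution at radius $q<2k_0$ is
$$\frac{k_0^2}{\Delta(k_0,k_0,q)}=\frac{4k_0^2}{q\sqrt{4k_0^2-q^2}} .$$
At $q=k_0$ the triangle is equilateral and the value is $4/\sqrt3$: a finite positive number. For the ring $P$, with $\int_IP\,dr$ of order $\varepsilon$ in each factor, $P*P$ at $|k|=k_0$ is therefore of order $\varepsilon^2$, the same order as the left side $\varepsilon^2\gamma$. So on the ring a quadratic equation for the amplitude can balance, with a nonzero solution. Its coefficient is carried by equilateral triangles, that is, by triples of wave vectors of length $k_0$ at mutual angles of $120^\circ$ that sum to zero.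

The same formula warns us. The density blows up like $1/q$ at $q=0$ and like $(2k_0-q)^{-1/2}$ at $q=2k_0$. Its square, integrated against $q\,dq$, diverges logarithmically at both ends, so it is not in $L^2(\mathbb R^2)$. Its $3/2$-power is integrable. This decides which norms we use.

**Lemma 1 (ring estimates).** With constants $C$ depending only on $k_0$,
$$\|P\|_{L^1}\le C\varepsilon,\quad \|P\|_{L^2}\le C\varepsilon^{1/2},\quad \|P*P\|_{L^\infty}\le C\varepsilon,\quad \|P*P\|_{L^{3/2}}\le C\varepsilon^2,\quad \|P*P\|_{L^2}\le C\varepsilon^{7/4}.$$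

*Proof.* In polar coordinates $\|P\|_1=2\pi\int_I\frac{r\,\varepsilon^2\,dr}{(r-k_0)^2+\varepsilon^2}\le C\varepsilon$. Since $0\le P\le1$, $\|P\|_2^2\le\|P\|_1\le C\varepsilon$, and Cauchy–Schwarz gives $\|P*P\|_\infty\le\|P\|_2^2\le C\varepsilon$.

For the $L^{3/2}$ bound write $P*P$ by (2) as an integral over $(r,s)\in I^2$ of $P(r)P(s)$ times the function $q\mapsto\frac{rs}{\Delta(r,s,|q|)}\mathbf 1_{|r-s|<|q|<r+s}$. By Minkowski's integral inequality and $\int_IP\,dr\le C\varepsilon$ it is enough to bound the $L^{3/2}(dq)$ norm of that function uniformly for $r,s\in I$. Put $t=|q|^2$, $t_1=(r-s)^2$, $t_2=(r+s)^2$, so that $dq$ becomes $\pi\,dt$ after integrating over angles, $\Delta=\frac14[(t_2-t)(t-t_1)]^{1/2}$ and $t_2-t_1=4rs$. The $3/2$-power of the norm is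
$$\pi(4rs)^{3/2}\int_{t_1}^{t_2}[(t_2-t)(t-t_1)]^{-3/4}dt=\pi(4rs)^{3/2}(4rs)^{-1/2}\,\mathrm{Beta}(\tfrac14,\tfrac14)\le C .$$

Finally $\|P*P\|_2^2\le\|P*P\|_\infty^{1/2}\,\|P*P\|_{3/2}^{3/2}\le C\varepsilon^{1/2}\varepsilon^{3}=C\varepsilon^{7/2}$. $\square$

## 2. The ferrofluid equations, the critical field and the theorems

A layer of ferrofluid, a magnetizable liquid with relative permeability $\mu>1$ and a linear magnetization law, lies below air (permeability $1$) between two horizontal walls, in a uniform vertical applied field. Lengths are scaled by the capillary length. Let $x\in\mathbb R^2$ be horizontal and $z$ vertical. The fluid occupies $-D<z<\eta(x)$, the air $\eta(x)<z<D$, and $|\eta|<D$. Let $\hat{\mathbf n}$ be the upward unit normal to the surface $z=\eta$ and $\kappa(\eta)=\nabla_x\cdot\big(\nabla_x\eta/\sqrt{1+|\nabla_x\eta|^2}\big)$.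

The field is $\mathbf H=-\nabla\Psi$ with $\Psi^-=-z/\mu+\phi^-$ in the fluid and $\Psi^+=-z+\phi^+$ in the air, so $\phi^\pm$ measure the departure from the flat state. With non-dimensional field strength $B>0$ the equations are
$$\begin{aligned}&\Delta\phi^-=0 \ (-D<z<\eta), &&\Delta\phi^+=0 \ (\eta<z<D),\\ &\partial_z\phi^-=0 \ (z=-D), &&\partial_z\phi^+=0 \ (z=D),\\ &(\mu\nabla\phi^--\nabla\phi^+)\cdot\hat{\mathbf n}=0 \ (z=\eta), &&\phi^+-\phi^-=\tfrac{\mu-1}{\mu}\,\eta \ (z=\eta),\end{aligned}\tag{3}$$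
together with the force balance on $z=\eta$ (gravity, surface tension, magnetic stress)
$$\eta-\kappa(\eta)-\frac{B(\mu-1)}{2}\,M=0,\qquad M=|\mathbf H^-|^2+(\mu-1)(\mathbf H^-\cdot\hat{\mathbf n})^2-\frac1\mu,\quad \mathbf H^-=\frac{\mathbf e_z}{\mu}-\nabla\phi^-.\tag{4}$$
The quiescent state $\eta\equiv0$, $\phi^\pm\equiv0$ always solves them.

**Definition.** A solution $(\eta,\phi^-,\phi^+)$ is *localized and axisymmetric* if it is defined for all $x\in\mathbb R^2$; $\eta$ and $\phi^\pm$ are smooth up to the interface and the walls; they depend on $x$ only through $r=|x|$; $|\eta|<D$; $\eta\not\equiv0$; and $\eta(r)$, $\phi^\pm(r,z)$, $\nabla\phi^\pm(r,z)$ tend to $0$ as $r\to\infty$, uniformly in $z$.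

The problem comes from Jason J. Bramburger, Dan J. Hill, David J.B. Lloyd, "Localized Patterns", arXiv:2404.14987 (2024), and says that a rigorous existence result for localized axisymmetric solutions remains open. It asks for a proof or disproof of this statement: *there are parameters $\mu>1$, $D>0$, $B>0$ for which a localized axisymmetric solution exists.* We prove it.

**Constants.** Put
$$c=\tfrac{\mu-1}{\mu},\quad a=\tfrac{c}{\mu+1},\quad \tau=\tfrac{\mu-1}{\mu+1}=a\mu,\quad B^*=B(\mu-1)a=B\,\tfrac{(\mu-1)^2}{\mu(\mu+1)},\quad T_k=k\tanh(kD).$$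

**The critical wavenumber.** For $k>0$ let $f(k)=T_k/(1+k^2)$. Since $T_k'/T_k=\frac1k+\frac{2D}{\sinh2kD}$,
$$f'(k)=\frac{f(k)}k\,g(k),\qquad g(k)=1+\frac{2kD}{\sinh2kD}-\frac{2k^2}{1+k^2}=\frac{2kD}{\sinh 2kD}-\frac{k^2-1}{k^2+1}.$$
Both $u/\sinh u$ (the series of $\sinh u/u$ increases) and $-\frac{k^2-1}{k^2+1}=-1+\frac2{k^2+1}$ strictly decrease, so $g'<0$; also $g(0^+)=2$ and $g(\infty)=-1$. So $f$ has a unique maximum point, and from now on $k_0$ denotes it; $\delta,I,R_\delta$ refer to it. We have $g(k_0)=0$ and $f''(k_0)=f(k_0)g'(k_0)/k_0<0$. Put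
$$\beta_0=\frac1{f(k_0)}=\frac{1+k_0^2}{T_{k_0}},\qquad B_c=\beta_0\frac{\mu(\mu+1)}{(\mu-1)^2},\qquad B=B_c(1-\varepsilon^2),\quad 0<\varepsilon\le\tfrac12,$$
so that $B^*=\beta_0(1-\varepsilon^2)$, and
$$\ell_\varepsilon(k)=1+k^2-B^*T_k=\ell_0(k)+\varepsilon^2\beta_0T_k,\qquad \ell_0=(1+k^2)(1-\beta_0f)\ge0,\tag{5}$$
$$\alpha^2=\tfrac12\ell_0''(k_0)=-\tfrac12(1+k_0^2)\beta_0f''(k_0)>0,\quad\alpha>0.$$

**The exceptional depth.** Let $X_*=\ln(1+\sqrt2)$, so that $\sinh X_*=1$, $\cosh X_*=\sqrt2$, $\tanh^2X_*=\frac12$, and let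
$$D_*=X_*\sqrt{\frac{\sqrt2-X_*}{\sqrt2+X_*}}\approx0.4246.$$
The number $X=k_0D$ is the unique root of the strictly decreasing function $X\mapsto\frac{2X}{\sinh2X}-\frac{X^2-D^2}{X^2+D^2}$. At $X_*$, where $\sinh2X_*=2\sqrt2$, its value is $\frac{X_*}{\sqrt2}-\frac{X_*^2-D^2}{X_*^2+D^2}$; this increases with $D$ and vanishes exactly when $D^2=X_*^2\frac{\sqrt2-X_*}{\sqrt2+X_*}$. A positive value at $X_*$ means that the root lies to the right of $X_*$. Hence
$$\tanh^2(k_0D)>\tfrac12,\ =\tfrac12,\ <\tfrac12\quad\Longleftrightarrow\quad D>D_*,\ D=D_*,\ D<D_*.\tag{6}$$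

**Theorem 1.** Let $\mu>1$, $D>0$, $D\ne D_*$. There is $\varepsilon_0>0$ such that for every $B=B_c(1-\varepsilon^2)$ with $0<\varepsilon<\varepsilon_0$ the ferrofluid equations have a localized axisymmetric solution. Uniformly for $x$ in compact sets,
$$\eta(x)=\varepsilon\big[A\,J_0(k_0|x|)+o(1)\big]\quad(\varepsilon\to0),\qquad A=\frac{\alpha\tanh(k_0D)}{\sqrt3\,\tau\sqrt{1+k_0^2}\,\big(\tanh^2(k_0D)-\frac12\big)}\ne0.$$

So the spot is elevated at the center if $D>D_*$ and depressed if $D<D_*$. Nothing is claimed for $D=D_*$, nor for values of $B$ that are not close to $B_c$ from below. Note that $D_*$ does not depend on $\mu$.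

**Theorem 2 (exactly one small spot).** Let $\mu>1$, $D\ne D_*$. For every sufficiently large $R$ there is $\varepsilon_R>0$ such that for $0<\varepsilon<\varepsilon_R$ and $B=B_c(1-\varepsilon^2)$ there is exactly one localized axisymmetric solution whose profile is the inverse Fourier transform of a function $\hat\eta$ with
$$\varepsilon^{-2}\operatorname*{ess\,sup}_{R_\delta}\ell_\varepsilon|\hat\eta|+\varepsilon^{-13/8}\big(\|h\|_{L^1}+\|h\|_{L^2}\big)\le R,\qquad h=e^{|k|}(1+|k|)\,\hat\eta\,|_{\mathbb R^2\setminus R_\delta},$$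
namely the one constructed in the proof of Theorem 1.

## 3. Fourier conventions and pointwise majorants

We write $f(x)=\int_{\mathbb R^2}\hat f(k)e^{ik\cdot x}\,dk$, so that $\widehat{fg}=\hat f*\hat g$ without constants. For complex-valued quantities $|\nabla\eta|^2$ means $\nabla\eta\cdot\nabla\eta$. The set $\{k=0\}$ is null and is ignored. $C$ denotes constants depending only on $\mu,D$; they may change from line to line.

**Definition (majorants).** For a profile $\eta$ put
$$\mathfrak m(k)=(1+|k|)|\hat\eta(k)|,\qquad m(k)=e^{|k|}(1+|k|)|\hat\eta(k)|,$$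
and $\mathfrak m_i,m_i$ for $\eta_i$. We always assume $m\in L^1\cap L^2$.

For example, both $|\hat\eta|$ and $|k\hat\eta|$ are at most $\mathfrak m$, so every component of $\widehat{\eta_1\nabla\eta_2}$ is bounded at each $k$ by $\mathfrak m_1*\mathfrak m_2(k)$. For $n\ge2$ the power $\mathfrak m^{*n}$ is finite at *every* point, since Cauchy–Schwarz on two factors and Young on the others give
$$\|\mathfrak m^{*n}\|_\infty\le\|\mathfrak m\|_2^2\,\|\mathfrak m\|_1^{n-2}.\tag{7}$$

We also meet functions $f(x,y)$, with $y$ in one or both of the layers $[-D,0]$, $[0,D]$, given by $\hat f(k,y)$ measurable in $k$ and continuous in $y$ on each closed layer (hence jointly measurable). Put $f^*(k)=\max_y|\hat f(k,y)|$; it is measurable, being a supremum over rational $y$. If $f^**g^*$ is finite at $k$, then $\widehat{fg}(k,y)=\int\hat f(p,y)\hat g(k-p,y)\,dp$ is continuous in $y$ by dominated convergence, measurable in $k$ by Fubini, and $(fg)^*\le f^**g^*$.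

We use these textbook facts: the inequalities of Young ($\|u*v\|_p\le\|u\|_1\|v\|_p$), Cauchy–Schwarz and Minkowski; the Lax–Milgram theorem; Cauchy's estimates for Taylor coefficients; the contraction mapping principle; the Riemann–Lebesgue lemma (if $\hat u\in L^1$ then $u$ is continuous and $u(x)\to0$ as $|x|\to\infty$); and $\int_0^{2\pi}e^{i\rho\cos\theta}d\theta=2\pi J_0(\rho)$.

## 4. The linearized problem by hand

Linearize (3) at the flat state: the equations hold in the flat layers, $\mu\phi^-_z=\phi^+_z$ and $\phi^+-\phi^-=c\eta$ at $z=0$. For each $k$ the Neumann condition at the walls leaves multiples of $\cosh|k|(z+D)$ and $\cosh|k|(D-z)$. The solution is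
$$\hat\phi_1^-=-a\,\frac{\cosh|k|(z+D)}{\cosh|k|D}\,\hat\eta,\qquad \hat\phi_1^+=\mu a\,\frac{\cosh|k|(D-z)}{\cosh|k|D}\,\hat\eta :\tag{8}$$
the jump is $(\mu+1)a\hat\eta=c\hat\eta$ and both fluxes equal $-\mu aT_{|k|}\hat\eta$. The linear part of $M$ is $-\frac2\mu\phi_z^--(\mu-1)\frac2\mu\phi_z^-=-2\phi_z^-$, which is $2aT_{|k|}\hat\eta$. So the linear part of (4) is
$$\big(1+|k|^2-B(\mu-1)aT_{|k|}\big)\hat\eta=\ell_\varepsilon(|k|)\,\hat\eta=0 .$$

The multiplier $T_{|k|}$ is the Dirichlet–Neumann operator of a flat layer with one Neumann wall. For instance the harmonic function $\frac{\cosh k(z+D)}{\cosh kD}\cos kx_1$ has boundary value $\cos kx_1$ and normal derivative $k\tanh(kD)\cos kx_1$ at $z=0$.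

Three observations come from this computation.

First, at $B=B_c$ the function $J_0(k_0r)$ solves the linear problem, because its Fourier transform is a measure on the circle where $\ell_0=0$; it even tends to $0$. For $0<\varepsilon\le\frac12$, $\ell_\varepsilon>0$ everywhere, so the linear problem has no nonzero solution with integrable transform. A spot below $B_c$ is a nonlinear object.

Second, dimension matters. In one dimension the ring is the pair of intervals $\pm I$. Sums of two of their elements have modulus less than $k_0/2$ or greater than $3k_0/2$, so the quadratic interaction of the ring with itself never returns to the ring. In two dimensions equilateral triangles bring it back.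

Third, as $D\to\infty$ the constants become explicit. For fixed $k>0$, $g(k)\to-\frac{k^2-1}{k^2+1}$, so $k_0\to1$, $\tanh(k_0D)\to1$ and $\beta_0\to2$. Since $\alpha^2=-\frac12(1+k_0^2)g'(k_0)/k_0$ and $g'(k_0)\to-\frac{4k}{(k^2+1)^2}\big|_{k=1}=-1$, also $\alpha\to1$. Hence $A\to\sqrt{2/3}\,/\tau$. These are limits of constants only; the problem itself has finite $D$.

## 5. Counting powers of $\varepsilon$

Suppose, as Section 8 will show, that the problem takes the form $\ell_\varepsilon\hat\eta=\hat N_2+\hat N_3+\cdots$ with $|\hat N_n|$ bounded by an $n$-fold convolution of $m$, up to a factor that is harmless on bounded sets.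

A plain contraction argument near $\eta=0$ in $\|\hat\eta\|_{L^1}$ cannot produce a spot. Since $\ell_\varepsilon^{-1}$ is as large as $\varepsilon^{-2}$, it controls the quadratic term only on a ball of radius of order $\varepsilon^2$, and there it returns the zero solution. So put the ring in by hand: $\hat\eta=\varepsilon^2\gamma/\ell_\varepsilon$ on $R_\delta$, plus an off-ring part. On $R_\delta$ the equation becomes $\gamma=\varepsilon^{-2}(\hat N_2+\hat N_3+\cdots)$, and by Section 1 the term $\varepsilon^{-2}\hat N_2$ is of order one. Everything else must be $o(1)$.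

The natural attempt is to bound all terms by Young and Cauchy–Schwarz. For the cubic term this gives
$$\varepsilon^{-2}\|P*P*P\|_\infty\le\varepsilon^{-2}\|P*P\|_\infty\|P\|_1\le C\varepsilon^{-2}\cdot\varepsilon\cdot\varepsilon=C ,$$
which does not tend to zero. The same happens with the off-ring part. It is created by $N_2$, so in sup norm it inherits the size of $P*P$, namely $\varepsilon$, and its interaction with the ring is bounded by $\varepsilon^{-2}\|P\|_1\cdot C\varepsilon=C$. The sup bound for $P*P$ cannot be improved: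
$$(P*P)(0)=\|P\|_2^2\ge2\pi\cdot\tfrac{3k_0}4\cdot\varepsilon\int_{|t|<\delta/\varepsilon}\frac{dt}{(1+t^2)^2}\ge c\,\varepsilon .$$
The attempt stops here: in the sup norm the remainder is bounded only by the same power of $\varepsilon$ as the main term.

The large values of $P*P$ sit at the singularities $q=0$ and $q=2k_0$ seen in Section 1, on small sets. So measure in $L^2$, where Lemma 1 gives $\varepsilon^{7/4}$. Then the cubic term is at most $\varepsilon^{-2}\|P\|_2\|P*P\|_2\le C\varepsilon^{-2+1/2+7/4}=C\varepsilon^{1/4}$. If the off-ring part $h$ has $L^2$ size $\varepsilon^w$, we need two things. The ring feeds $h$ with size $\varepsilon^{7/4}$, so $w<\frac74$ makes this small relative to $\varepsilon^w$. The interaction of ring and $h$ feeds the ring with $\varepsilon^{-2}\|P\|_2\|h\|_2\le C\varepsilon^{w-3/2}$, so we need $w>\frac32$. The midpoint $w=\frac{13}8$ leaves a factor $\varepsilon^{1/8}$ on both sides. This is the exponent in Theorem 2.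

What remains on the ring is, to leading order, $\gamma=\kappa\langle\gamma\rangle^2$ with an explicit function $\kappa$ and an average $\langle\cdot\rangle$. Averaging gives the scalar equation $t=\langle\kappa\rangle t^2$ with roots $0$ and $1/\langle\kappa\rangle$, both simple. The second root is the spot, provided $\langle\kappa\rangle\ne0$, and this is where $D\ne D_*$ enters. The rest of the lecture makes this exact.

## 6. Flattening the layers and the transmission estimate

**Step 1: flattening.** This step replaces the unknown domains by fixed ones. Let $s_-=1+y/D$ on $[-D,0]$, $s_+=1-y/D$ on $[0,D]$, so $s_\pm'=\mp1/D$. Set $z=y+s_\pm(y)\eta(x)$, which sends walls to walls and $y=0$ to $z=\eta$, and put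
$$J=1+s'\eta,\qquad\tilde\phi^\pm(x,y)=\phi^\pm(x,y+s_\pm\eta),\qquad V=\nabla_x\tilde\phi,\qquad W=\tilde\phi_y .$$
By the chain rule $\phi_z=W/J$ and $\nabla_x\phi=V-s\nabla\eta\,W/J$. For instance, if $\eta\equiv h$ is constant, then $J=1\pm h/D$ is just the ratio of new to old layer thickness (plus sign in the fluid).

For a smooth field $w=(w_h,w_3)(x,z)$ evaluated at $z=y+s\eta$, using $\nabla_xJ=s'\nabla\eta$,
$$\nabla_x\cdot(Jw_h)=s'\nabla\eta\cdot w_h+J\,\nabla_x\cdot w_h+Js\nabla\eta\cdot w_{h,z},$$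
$$\partial_y(w_3-s\nabla\eta\cdot w_h)=Jw_{3,z}-s'\nabla\eta\cdot w_h-sJ\nabla\eta\cdot w_{h,z},$$
and the sum is
$$\nabla_x\cdot(Jw_h)+\partial_y(w_3-s\nabla\eta\cdot w_h)=J\operatorname{div}w.\tag{9}$$
Take $w=\nabla\phi$. Then $Jw_h=JV-s\nabla\eta W$ and $w_3-s\nabla\eta\cdot w_h=\frac{1+s^2|\nabla\eta|^2}{J}W-s\nabla\eta\cdot V$. So where $J>0$, $\Delta\phi=0$ is equivalent to
$$\nabla_x\cdot(V+F_h)+\partial_y(W+F_3)=0,$$
$$F_h=s'\eta V-s\nabla\eta\,W,\qquad F_3=-s\nabla\eta\cdot V+\Big(\frac{1+s^2|\nabla\eta|^2}{1+s'\eta}-1\Big)W.\tag{10}$$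
At $y=0$, $W+F_3=\phi_z-\nabla\eta\cdot\nabla_x\phi$, a positive multiple of the normal derivative; at the walls $W+F_3=\phi_z$. Let $\sigma=\mu$ for $y<0$ and $\sigma=1$ for $y>0$. The other conditions in (3) become: $\sigma(W+F_3)$ is continuous at $y=0$, $W+F_3=0$ at $y=\pm D$, and $\tilde\phi^+-\tilde\phi^-=c\eta$ at $y=0$.

The functions (8), with $z$ replaced by $y$, solve this problem for $F=0$. They satisfy $|\hat\phi_1|\le C|\hat\eta|$, and their gradient $(ik\hat\phi_1,\partial_y\hat\phi_1)$ is at most $C|k||\hat\eta|$. They carry the jump; what is left is a problem with source $F$ and no jump.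

**Lemma 2 (transmission).** For $k\ne0$ and $F=(F_h,F_3)$ continuous in $y$ on each closed layer there is a unique $\varphi\in H^1(-D,D)$ with $(\varphi'+F_3)'+ik\cdot F_h-k^2\varphi=0$ in each layer, $\sigma(\varphi'+F_3)$ continuous at $0$, and $\varphi'+F_3=0$ at $\pm D$. Moreover
$$\sup_y(|k||\varphi|+|\varphi'|)\le C\sup_y|F|$$
with $C$ independent of $k$, and $\varphi'$ is continuous on each closed layer. If $F$ depends measurably on $k$, so do $\varphi$ and $\varphi'$.

*Proof.* Write $\|F\|=\sup_y|F|$ and $k^2=|k|^2$. Multiplying by $\sigma\bar\chi$ and integrating by parts, the weak form is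
$$\int\sigma(\varphi'\bar\chi'+k^2\varphi\bar\chi)=\int\sigma(ik\cdot F_h\,\bar\chi-F_3\bar\chi')\qquad\text{for all }\chi\in H^1(-D,D).\tag{11}$$
Lax–Milgram gives existence and uniqueness for (11), and $\chi=\varphi$ gives $\|\varphi'\|_{L^2}+|k|\|\varphi\|_{L^2}\le C\|F\|$. Let $Q=\sigma(\varphi'+F_3)$. By (11), $Q$ has weak derivative $Q'=\sigma(k^2\varphi-ik\cdot F_h)$ on all of $(-D,D)$, so $Q$ is continuous; then (11) with general $\chi$ forces $Q(\pm D)=0$. Hence the weak solution satisfies the stated problem, and conversely. Also $\varphi'=Q/\sigma-F_3$ is continuous on each closed layer.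

*Green function.* Write $\kappa=|k|$ in this paragraph and let
$$u_-=\begin{cases}\cosh\kappa(y+D)&y\le0\\ \cosh\kappa D\cosh\kappa y+\mu\sinh\kappa D\sinh\kappa y&y\ge0,\end{cases}\qquad u_+=\begin{cases}\cosh\kappa D\cosh\kappa y-\tfrac1\mu\sinh\kappa D\sinh\kappa y&y\le0\\ \cosh\kappa(D-y)&y\ge0.\end{cases}$$
Both are positive and continuous, $\sigma u_\pm'$ is continuous, $(\sigma u_\pm')'=\kappa^2\sigma u_\pm$, and $u_-'(-D)=u_+'(D)=0$. Therefore $w=\sigma(u_-'u_+-u_-u_+')$ is constant; its value at $0$ is $(\mu+1)\kappa\sinh\kappa D\cosh\kappa D>0$. Put $G(y_0,y)=u_-(\min(y_0,y))\,u_+(\max(y_0,y))/w>0$. Integrating by parts on both sides of $y_0$, with $'=\partial_y$,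
$$\int\sigma(G'\chi'+k^2G\chi)\,dy=\chi(y_0)\,\frac{\sigma(u_-'u_+-u_-u_+')(y_0)}{w}=\chi(y_0),\qquad\chi\in H^1.\tag{12}$$
Use $\chi=\varphi$ in (12) and $\chi=G$ (real) in (11):
$$\varphi(y_0)=\int\sigma(ik\cdot F_h\,G-F_3\,G')\,dy .\tag{13}$$
So $\varphi$ is measurable in $k$; then $Q$, the integral of $Q'$ from $-D$, and $\varphi'$ are too.

*Bounds for $|k|\le k_1:=\max(1,1/D)$.* Bounding $\varphi$ by its mean plus its variation, $|k\varphi|\le\frac1{2D}\int|k\varphi|+\int|k\varphi'|\le C\|F\|$. Since $Q(-D)=0$, $|Q|\le\int\sigma(k^2|\varphi|+|k||F_h|)\le C\|F\|$, so $|\varphi'|\le C\|F\|$.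

*Bounds for $|k|\ge k_1$.* With $\chi=1$, (12) gives $k^2\int\sigma G=1$. Away from $y_0$, $(\sigma G')'=k^2\sigma G\ge0$, and $\sigma G'=0$ at the walls; so $G$ increases on $(-D,y_0)$, decreases on $(y_0,D)$, and $\int\sigma|G'|\le2\mu G(y_0,y_0)$. With $\chi=G$, (12) gives $\int\sigma(G'^2+k^2G^2)=G(y_0,y_0)$. Since $2|GG'|\le\frac1{|k|}(G'^2+k^2G^2)$ and $|k|\ge1$,
$$\sup G^2\le\frac1{2D}\int G^2+2\int|GG'|\le\frac C{|k|}\int(G'^2+k^2G^2)\le\frac C{|k|}G(y_0,y_0),$$
so $G(y_0,y_0)\le C/|k|$. Now (13) yields $|k\varphi(y_0)|\le\|F\|\big(k^2\int\sigma G+|k|\int\sigma|G'|\big)\le\|F\|(1+2\mu|k|G(y_0,y_0))\le C\|F\|$, and then $|Q'|\le C|k|\|F\|$. Given $y$, choose an interval $[b,b']\ni y$ inside its layer with $b'-b=1/|k|\le D$. The mean of $Q$ over it is $\sigma|k|(\varphi(b')-\varphi(b))$ plus the mean of $\sigma F_3$, so at most $C\|F\|$ in modulus; and $Q$ varies over it by at most $C\|F\|$. Hence $|Q(y)|\le C\|F\|$ and $|\varphi'|\le C\|F\|$. $\square$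

The point of Lemma 2 is that the constant is uniform in $k$. Write $\mathcal TF=(ik\varphi,\varphi')$ for the gradient of the solution at each $k$.

## 7. Expanding the field in powers of $\eta$

**Step 2: solving for the field.** This step gives the potentials as a power series in $\eta$ with pointwise majorants. With $U=(V,W)$ and $U_1=(ik\hat\phi_1,\partial_y\hat\phi_1)$ the magnetostatic problem is
$$U=U_1(\eta)+\mathcal TF(\eta,U).\tag{14}$$
Expanding $1/(1+s'\eta)$ in (10), $F=\sum_{j\ge1}F_j(\eta,\dots,\eta)U$ with the $j$-linear maps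
$$F_1(\eta)U=\big(s'\eta V-s\nabla\eta\,W,\ -s\nabla\eta\cdot V-s'\eta W\big),$$
$$F_j(\eta_1,\dots,\eta_j)U=\Big(0,\Big[\prod_{i=1}^j(-s'\eta_i)+s^2\,\nabla\eta_1\cdot\nabla\eta_2\prod_{i=3}^j(-s'\eta_i)\Big]W\Big)\quad(j\ge2).$$
Since $|\hat\eta_i|,|k||\hat\eta_i|\le\mathfrak m_i$, we have $(F_j(\eta_1,\dots,\eta_j)U)^*\le C_1^j\,\mathfrak m_1*\cdots*\mathfrak m_j*U^*$. Define recursively
$$U_n(\eta_1,\dots,\eta_n)=\mathcal T\sum_{j=1}^{n-1}F_j(\eta_1,\dots,\eta_j)\,U_{n-j}(\eta_{j+1},\dots,\eta_n)\qquad(n\ge2).$$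
By Lemma 2 and induction $U_n^*\le a_n\,\mathfrak m_1*\cdots*\mathfrak m_n$ with $a_1=C_2$ and $a_n=C_2\sum_{j=1}^{n-1}C_1^ja_{n-j}$. The generating function satisfies $\sum a_nt^n=C_2t\big/\big(1-\frac{C_1C_2t}{1-C_1t}\big)$, analytic near $0$; so $a_n\le C^n$ and
$$U_n(\eta_1,\dots,\eta_n)^*\le C^n\,\mathfrak m_1*\cdots*\mathfrak m_n.\tag{15}$$

Let $\|\mathfrak m\|_{L^1}\le c_0$, where $c_0$ is small depending on $\mu,D$. By (7), $\sum_{n\ge2}C^n\mathfrak m^{*n}(k)\le\sum C^n\|\mathfrak m\|_2^2\|\mathfrak m\|_1^{n-2}<\infty$, so at each $k$ the series $U=\sum_nU_n(\eta,\dots,\eta)$ converges uniformly in $y$. The double series $\sum_{j,l}F_jU_l$ is dominated by $\sum_{n\ge2}nC^n\mathfrak m^{*n}$, so it converges absolutely, at each $k$ and in $L^1(dk)$. Since $|s'\eta|\le\|\mathfrak m\|_1/D<1$, the geometric series for $1/(1+s'\eta)$ converges and the double series is the transform of $F(\eta,U)$. At fixed $k$ the linear map $\mathcal T$ is bounded in the sup norm over $y$, so it may be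 applied term by term, and $U$ solves (14). Moreover $U=(ik\hat{\tilde\phi},\partial_y\hat{\tilde\phi})$ with
$$\hat{\tilde\phi}=\hat\phi_1+\varphi[F(\eta,U)],\qquad F(\eta,U)^*\le\sum_{n\ge2}C^n\mathfrak m^{*n},\tag{16}$$
where $\varphi[F]$ is the function of Lemma 2.

## 8. The scalar equation $\ell_\varepsilon\hat\eta=\widehat{N(\eta)}$

**Step 3: expanding the force balance.** This step turns (4) into one equation for $\hat\eta$. Take traces from below at $y=0$ and put $\omega=\phi_z=W/(1+\eta/D)$, so $\nabla_x\phi=V-\omega\nabla\eta$. With $\hat{\mathbf n}=(-\nabla\eta,1)/\sqrt{1+|\nabla\eta|^2}$,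
$$M=|V-\omega\nabla\eta|^2+(\tfrac1\mu-\omega)^2+(\mu-1)\frac{\big(\frac1\mu-\omega+\nabla\eta\cdot(V-\omega\nabla\eta)\big)^2}{1+|\nabla\eta|^2}-\frac1\mu.\tag{17}$$
This is an analytic function of $\zeta=(\eta,\partial_1\eta,\partial_2\eta,V_1,V_2,W)\in\mathbb C^6$ near $0$, and it vanishes at $0$ because $\frac1{\mu^2}+\frac{\mu-1}{\mu^2}=\frac1\mu$. So $M=\sum_{l\ge1}\sum c_{i_1\dots i_l}\zeta_{i_1}\cdots\zeta_{i_l}$ with $|c_{i_1\dots i_l}|\le C^l$ by Cauchy's estimates (give each monomial's coefficient to one ordering of its factors). Each $\zeta_i$ is a sum $\sum_n\zeta_i^{(n)}$ of $n$-linear maps with $|\hat\zeta_i^{(n)}(\eta_1,\dots,\eta_n)|\le C^n\,\mathfrak m_1*\cdots*\mathfrak m_n$: for $i\le3$ only $n=1$ occurs, and for $i\ge4$ this is (15). Put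
$$M_n(\eta_1,\dots,\eta_n)=\sum_{l=1}^n\sum_{i_1,\dots,i_l}c_{i_1\dots i_l}\sum_{n_1+\dots+n_l=n}\zeta_{i_1}^{(n_1)}(\eta_1,\dots,\eta_{n_1})\cdots\zeta_{i_l}^{(n_l)}(\eta_{n-n_l+1},\dots,\eta_n).$$
There are $6^l$ index tuples and at most $2^n$ compositions of $n$, so $|\hat M_n(\eta_1,\dots,\eta_n)|\le C^n\,\mathfrak m_1*\cdots*\mathfrak m_n$. For $\|\mathfrak m\|_1\le c_0$ (with $c_0$ smaller if necessary) all series converge absolutely and $M=\sum_nM_n(\eta,\dots,\eta)$. The linear part of (17) in $\zeta$ is $-2W$, so $\hat M_1=-2\partial_y\hat\phi_1^-|_{y=0}=2aT_{|k|}\hat\eta$.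

For the curvature, $\kappa(\eta)-\Delta\eta=\nabla\cdot\big(\nabla\eta\,[(1+|\nabla\eta|^2)^{-1/2}-1]\big)$ is a convergent series of terms of odd degree $n\ge3$ (the first is $-\frac12\nabla\cdot(|\nabla\eta|^2\nabla\eta)$), with transforms bounded by $|k|\,C^n\,\mathfrak m_1*\cdots*\mathfrak m_n$.

Moving the linear part of (4) to the left, the force balance is equivalent to
$$\ell_\varepsilon(|k|)\,\hat\eta=\widehat{N(\eta)},\qquad N=\tfrac{B(\mu-1)}2(M-M_1)+\kappa(\eta)-\Delta\eta=\sum_{n\ge2}N_n,\quad N_2=\tfrac{B(\mu-1)}2M_2.\tag{18}$$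
After averaging over permutations of the arguments, the $N_n$ are symmetric $n$-linear maps with $|\hat N_n(\eta_1,\dots,\eta_n)(k)|\le(1+|k|)C^n\,\mathfrak m_1*\cdots*\mathfrak m_n(k)$. If $k=\sum k_i$ then $e^{|k|}\le\prod e^{|k_i|}$, so also
$$e^{|k|}(1+|k|)^{-1}\,|\hat N_n(\eta_1,\dots,\eta_n)(k)|\le C^n\,m_1*\cdots*m_n(k).\tag{19}$$
Since $B\le B_c$, all constants are uniform in $\varepsilon\in(0,\frac12]$.

**Step 4: symmetry.** This step shows that real radial profiles stay in their class. Let $O$ be an orthogonal $2\times2$ matrix and $\hat\eta$ radial. By induction on $n$, the scalar behind $U_n(\eta,\dots,\eta)$ and $W_n$ are invariant under $k\mapsto Ok$ and $V_n(Ok)=OV_n(k)$: if this holds below $n$, then in the source of $U_n$ the part $F_h$ is equivariant, $F_3$ and $ik\cdot F_h$ are invariant, and otherwise $k$ enters Lemma 2 only through $|k|$. So $\hat{\tilde\phi}(\cdot,y)$ and $\widehat{N(\eta)}$ are radial. Next, real-valuedness in $x$ means $\hat u(-k)=\overline{\hat u(k)}$.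 Conjugating the problem of Lemma 2 at $k$ gives the problem at $-k$ with conjugated source, so by uniqueness $\mathcal T$ preserves it, and so do products. Therefore, if $\hat\eta$ is real and radial, then $\eta,\tilde\phi,N(\eta)$ are real, and $\widehat{N(\eta)}$, being even, is real and radial.

## 9. The quadratic symbol

**Step 5: computing $N_2$.** This step finds the coefficient on which the spot depends. All identities below are between transforms at fixed $k\ne0$. They are meaningful because $e^{|k|}\hat\eta\in L^1\cap L^2$: the transforms of derivatives of $\eta$ and $\phi_1$ are bounded by $C|k|^j|\hat\eta|\in L^1\cap L^2$, products become convolutions finite at every $k$, and the product rule is $ik=ip+i(k-p)$ under the integral.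

Let $\tilde\phi_2$ be the second-order term of $\tilde\phi$. It solves $\Delta\tilde\phi_2+\operatorname{div}F_1(\eta)U_1=0$ in the flat layers, where $\nabla$ acts in $x$ and
$$F_{1,h}=s'\eta\nabla\phi_1-s\nabla\eta\,\phi_{1,y},\qquad F_{1,3}=-s\nabla\eta\cdot\nabla\phi_1-s'\eta\phi_{1,y}.$$
To remove the artifacts of flattening put $\phi_2=\tilde\phi_2-s\eta\phi_{1,y}$. Using $s''=0$ and $\Delta\phi_1=0$,
$$\operatorname{div}F_1=s'\eta(\Delta_x\phi_1-\phi_{1,yy})-s\Delta\eta\,\phi_{1,y}-2s\nabla\eta\cdot\nabla\phi_{1,y},$$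
$$\Delta(s\eta\phi_{1,y})=s\Delta\eta\,\phi_{1,y}+2s\nabla\eta\cdot\nabla\phi_{1,y}+2s'\eta\phi_{1,yy}.$$
Their sum is $s'\eta\,\Delta\phi_1=0$, so $\Delta\phi_2=0$. Further,
$$\tilde\phi_{2,y}+F_{1,3}=\phi_{2,y}+s(\eta\phi_{1,yy}-\nabla\eta\cdot\nabla\phi_1),$$
so $\phi_{2,y}=0$ at the walls, and at $y=0$ the quantity $\sigma(\phi_{2,y}+\eta\phi_{1,yy}-\nabla\eta\cdot\nabla\phi_1)$ is continuous. The jump of $\tilde\phi_2$ is zero. The second-order part of $\omega=W/J$ at $y=0^-$ is $\tilde\phi_{2,y}-s'\eta\phi_{1,y}=\phi_{2,y}+\eta\phi_{1,yy}$.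

Let $\mathcal T_D$ be the multiplier $T_{|k|}$. At $y=0$, (8) gives $\phi_1^-=-a\eta$, $\phi_1^+=\mu a\eta$, $\phi_{1,y}^-=-a\mathcal T_D\eta$, $\phi_{1,y}^+=-\mu a\mathcal T_D\eta$, $\phi_{1,yy}^-=a\Delta\eta$, $\phi_{1,yy}^+=-\mu a\Delta\eta$. Hence
$$\mu\phi_{2,y}^--\phi_{2,y}^+=-2\mu a(\eta\Delta\eta+|\nabla\eta|^2)=-\mu a\Delta(\eta^2),\qquad\phi_2^+-\phi_2^-=-\eta(\phi_{1,y}^+-\phi_{1,y}^-)=(\mu-1)a\,\eta\mathcal T_D\eta.$$
Because $\phi_2$ is harmonic with Neumann walls, $\phi_{2,y}^-=\mathcal T_D\phi_2^-$ and $\phi_{2,y}^+=-\mathcal T_D\phi_2^+$ at $y=0$. Substituting $\phi_2^+$ from the second relation into the first,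
$$\phi_{2,y}^-=\frac1{\mu+1}\big[-\mu a\Delta(\eta^2)-(\mu-1)a\,\mathcal T_D(\eta\mathcal T_D\eta)\big].\tag{20}$$

Now collect the quadratic terms of (17) at $y=0^-$. The terms linear in the second-order part of $\omega$ have coefficient $-\frac2\mu-(\mu-1)\frac2\mu=-2$, and
$$M_2=-2(\phi_{2,y}+\eta\phi_{1,yy})+\mu\phi_{1,y}^2+|\nabla\phi_1|^2+2c\,\nabla\eta\cdot\nabla\phi_1-\tfrac{\mu-1}{\mu^2}|\nabla\eta|^2.$$
Insert (20) and the traces. From $\frac{2\mu}{\mu+1}=1+\tau$, the first term equals $a(1+\tau)\Delta(\eta^2)+2a\tau\mathcal T_D(\eta\mathcal T_D\eta)-2a\eta\Delta\eta$, and $\mu\phi_{1,y}^2=\mu a^2(\mathcal T_D\eta)^2=a\tau(\mathcal T_D\eta)^2$. The last three terms are $|\nabla\eta|^2$ times $a^2-2ca-\frac c\mu$. Using $\frac1\mu=1-c$, $c-a=\tau$, $c=a(\mu+1)$ and $\mu(1-\tau)=1+\tau$,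
$$a^2-2ca-c+c^2=(a-c)^2-c=\tau^2-a(\mu+1)=a(\mu\tau-\mu-1)=-a(2+\tau).$$
Therefore
$$M_2/a=(1+\tau)(2\eta\Delta\eta+2|\nabla\eta|^2)-2\eta\Delta\eta-(2+\tau)|\nabla\eta|^2+\tau(\mathcal T_D\eta)^2+2\tau\mathcal T_D(\eta\mathcal T_D\eta),$$
$$M_2=a\tau\big[(\mathcal T_D\eta)^2+2\mathcal T_D(\eta\mathcal T_D\eta)+2\eta\Delta\eta+|\nabla\eta|^2\big].\tag{21}$$
The symmetrized symbol of $2\eta\Delta\eta+|\nabla\eta|^2$ at $p$ and $p'=q-p$ is $-|p|^2-|p'|^2-p\cdot p'$, and $p\cdot p'=\frac12(|q|^2-|p|^2-|p'|^2)$. With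
$$b_\varepsilon=\tfrac{B(\mu-1)}2a\tau=\tfrac12\beta_0\tau(1-\varepsilon^2)$$
the symmetric bilinear form is
$$\hat N_2(\eta_1,\eta_2)(q)=b_\varepsilon\int n(|p|,|q-p|,|q|)\,\hat\eta_1(p)\,\hat\eta_2(q-p)\,dp,$$
$$n(r,s,q)=T_rT_s+T_q(T_r+T_s)-\tfrac12(r^2+s^2+q^2).\tag{22}$$
On the equilateral triad,
$$n(k_0,k_0,k_0)=3k_0^2\tanh^2(k_0D)-\tfrac32k_0^2=3k_0^2\big(\tanh^2(k_0D)-\tfrac12\big),\tag{23}$$
which by (6) is nonzero exactly when $D\ne D_*$.

**A check of (22).** Formally put $\eta=h+\eta'$ with a small constant $h$ and keep terms linear in $\eta'$. The base state is flat with layer depths $D+h$ and $D-h$ and still has $M=0$. Repeating Section 4 at wavenumber $k$ with $T_\pm=k\tanh k(D\mp h)$, the traces $-p\hat\eta'$ and $p'\hat\eta'$ of the potentials satisfy $p+p'=c$ and $\mu pT_-=p'T_+$, and the linear part of $M$ is $2pT_-=2cT_+T_-/(T_++\mu T_-)$. At $h=0$ we have $dT_-/dh=S$, $dT_+/dh=-S$ with $S=k^2-T_k^2$, so its $h$-derivative is $-2cS\frac{\mu-1}{(\mu+1)^2}=2a\tau(T_k^2-k^2)$.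 Formula (22) predicts $2a\tau\,n(0,k,k)=2a\tau(T_k^2-k^2)$, in agreement.

## 10. The fixed-point problem and its scalar leading part

**Step 6: lower bounds for $\ell_\varepsilon$.** The quotient $\ell_0/(1+k^2)=1-\beta_0f$ is positive off $k_0$, tends to $1$ at $0$ and $\infty$, and has a nondegenerate zero at $k_0$; and $\varepsilon^2\beta_0T_k\ge0$, with a lower bound $c\,\varepsilon^2$ on $I$. So there is $c_1>0$ with
$$\ell_\varepsilon(|k|)\ge c_1(1+|k|^2)\ \text{off }R_\delta,\qquad\ell_\varepsilon(|k|)\ge c_1\big((|k|-k_0)^2+\varepsilon^2\big)\ \text{on }R_\delta.\tag{24}$$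

**Step 7: the space.** This step fixes the norm found in Section 5. Let $x=(\gamma,h)$ with $\gamma\in L^\infty(I;\mathbb R)$ and $h\in L^1\cap L^2$ real and radial on $\mathbb R^2\setminus R_\delta$. With
$$\|x\|=\|\gamma\|_\infty+\varepsilon^{-13/8}(\|h\|_{L^1}+\|h\|_{L^2})$$
these form a Banach space. (In this section and the next, $x$ with no spatial meaning is such a pair.) To $x$ we assign, linearly, the profile with
$$\hat\eta=\varepsilon^2\gamma(|k|)/\ell_\varepsilon(|k|)\ \text{on }R_\delta\ (\text{part }\eta_c),\qquad\hat\eta=e^{-|k|}(1+|k|)^{-1}h\ \text{off }R_\delta\ (\text{part }\eta_h).$$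
By (24), $m\le C\|\gamma\|_\infty P+|h|$. Hence, for $x_1,x_2,\dots$ with majorants $m_i$,
$$\|m_i\|_1\le C\varepsilon\|x_i\|,\quad\|m_i\|_2\le C\varepsilon^{1/2}\|x_i\|,\quad\|m_1*m_2\|_2\le C\varepsilon^{7/4}\|x_1\|\|x_2\|,$$
$$\|m_1*\cdots*m_n\|_\infty\le C^n\varepsilon^{9/4+(n-3)}\prod\|x_i\|\quad(n\ge3).\tag{25}$$
The first two are Lemma 1 and $\varepsilon^{13/8}\le\varepsilon\le\varepsilon^{1/2}$. For the third, $P*P$ contributes $\varepsilon^{7/4}$ by Lemma 1; by Young $\|P*|h|\|_2\le\|P\|_1\|h\|_2\le C\varepsilon\cdot\varepsilon^{13/8}\|x\|$; and $|h_1|*|h_2|$ contributes $\varepsilon^{13/4}$. For the fourth, $\|m_1*m_2*m_3\|_\infty\le\|m_1\|_2\|m_2*m_3\|_2$, and each further factor costs $\|m_i\|_1$.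

Equation (18) is the fixed-point problem $x=\mathcal G_\varepsilon(x)$ with
$$\mathcal G_1=\varepsilon^{-2}\widehat{N(\eta)}\big|_{R_\delta},\qquad\mathcal G_2=e^{|k|}(1+|k|)\,\ell_\varepsilon^{-1}\,\widehat{N(\eta)}\big|_{\mathbb R^2\setminus R_\delta},\tag{26}$$
defined when $\|\mathfrak m\|_1\le\|m\|_1\le C\varepsilon\|x\|\le c_0$. By Step 4 its values are real and radial.

**Step 8: the averaging measure.** This step describes how the ring acts on functions. On $I$ let $d\varpi_\varepsilon(r)=\varepsilon\,dr/\ell_\varepsilon(r)$, $\langle u\rangle=\int_Iu\,d\varpi_\varepsilon$, and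
$$K_\varepsilon(r,s,q)=b_\varepsilon\,n(r,s,q)\,\frac{rs}{\Delta(r,s,q)},\qquad\kappa_\varepsilon(q)=K_\varepsilon(k_0,k_0,q).$$
For $r,s,q\in I$ we have $r+s-q\ge\frac34k_0+\frac34k_0-\frac54k_0=\frac{k_0}4$, and likewise for permutations. So all such triples are sides of uniformly nondegenerate triangles, $\Delta$ is smooth and bounded below, and $K_\varepsilon$ is bounded and Lipschitz on $I^3$, uniformly in $\varepsilon$. By (24), $\varpi_\varepsilon(I)\le C$ and
$$\int|r-k_0|\,d\varpi_\varepsilon\le C\int_I\frac{\varepsilon|r-k_0|}{(r-k_0)^2+\varepsilon^2}\,dr\le C\varepsilon\log\tfrac1\varepsilon .$$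
Substituting $r=k_0+\varepsilon t$, the density $\varepsilon^2\,dt/\ell_\varepsilon(k_0+\varepsilon t)$ converges to $dt/(\alpha^2t^2+\beta_0T_{k_0})$, and it is dominated by $dt/(c_1(t^2+1))$. Since $\beta_0T_{k_0}=1+k_0^2$, for bounded $u$ continuous at $k_0$
$$\langle u\rangle\to m_0\,u(k_0),\qquad m_0=\int_{\mathbb R}\frac{dt}{\alpha^2t^2+1+k_0^2}=\frac\pi{\alpha\sqrt{1+k_0^2}}.\tag{27}$$

**Lemma 3 (reduction).** $\mathcal G_\varepsilon(\gamma,h)=(\kappa_\varepsilon\langle\gamma\rangle^2,0)+\mathcal R_\varepsilon(\gamma,h)$. For each $R$ there are $C_R,\varepsilon_R$ such that for $\varepsilon<\varepsilon_R$, on $\{\|x\|\le R\}$, $\mathcal R_\varepsilon$ is Lipschitz with constant $C_R\varepsilon^{1/8}$, and $\|\mathcal R_\varepsilon(x)\|\le C_R\varepsilon^{1/8}\|x\|$.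

*Proof.* We have $\mathcal R_\varepsilon=\sum_{n\ge2}\mathcal R_n(x,\dots,x)$ with symmetric $n$-linear maps $\mathcal R_n$. It suffices to show
$$\|\mathcal R_n(x_1,\dots,x_n)\|\le C^n\varepsilon^{1/8+(n-3)_+}\prod\|x_i\|.\tag{28}$$
Indeed,
$$\mathcal R_n(x,\dots,x)-\mathcal R_n(x',\dots,x')=\sum_{i=1}^n\mathcal R_n(\underbrace{x',\dots,x'}_{i-1},x-x',\underbrace{x,\dots,x}_{n-i})$$
then has norm at most $nC^n\varepsilon^{1/8+(n-3)_+}R^{n-1}\|x-x'\|$, and for $CR\varepsilon\le\frac12$ the sum over $n$ is at most $C_R\varepsilon^{1/8}\|x-x'\|$. The second claim follows from $\mathcal R_\varepsilon(0)=0$. We check (28) component by component.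

*$\mathcal G_2$, $n\ge2$.* By (19), (24) and $(1+|k|)^2\le2(1+|k|^2)$ the $n$-linear term is pointwise at most $C^n\,m_1*\cdots*m_n$. By (25) and Young this is at most $C^n\varepsilon^n\prod\|x_i\|$ in $L^1$ and $C^n\varepsilon^{7/4+n-2}\prod\|x_i\|$ in $L^2$. Multiplied by $\varepsilon^{-13/8}$ both are at most $C^n\varepsilon^{1/8+n-2}\prod\|x_i\|$.

*$\mathcal G_1$, $n\ge3$.* By (19) and (25) it is at most $C^n\varepsilon^{-2}\varepsilon^{9/4+n-3}\prod\|x_i\|=C^n\varepsilon^{1/4+n-3}\prod\|x_i\|$.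

*$\mathcal G_1$, $N_2$ with at least one argument $\eta_h$.* By (19) and Cauchy–Schwarz it is at most $C\varepsilon^{-2}(\varepsilon^{1/2}\varepsilon^{13/8}+\varepsilon^{13/4})\|x_1\|\|x_2\|\le C\varepsilon^{1/8}\|x_1\|\|x_2\|$.

*$\mathcal G_1$, $N_2(\eta_{c,1},\eta_{c,2})$.* On the ring $\hat\eta_{c,i}(r)\,dr=\varepsilon\gamma_i\,d\varpi_\varepsilon$, so by (22) and (2) this term equals, for $q\in I$,
$$\iint_{I^2}K_\varepsilon(r,s,q)\,\gamma_1(r)\gamma_2(s)\,d\varpi_\varepsilon(r)\,d\varpi_\varepsilon(s);$$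
the two factors $\varepsilon$ cancel the $\varepsilon^{-2}$, and the triangle condition in (2) holds automatically by Step 8. Replacing $K_\varepsilon(r,s,q)$ by $\kappa_\varepsilon(q)$ gives $\kappa_\varepsilon\langle\gamma_1\rangle\langle\gamma_2\rangle$, the main term. The error is a bilinear form of norm at most $C\iint(|r-k_0|+|s-k_0|)\,d\varpi_\varepsilon d\varpi_\varepsilon\le C\varepsilon\log\frac1\varepsilon\le C\varepsilon^{1/8}$. $\square$

## 11. The nonzero root continues to a fixed point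

**Step 9: the approximate solution.** Let $D\ne D_*$. By (23) and $\Delta(k_0,k_0,k_0)=\frac{\sqrt3}4k_0^2$,
$$\kappa_\varepsilon(k_0)\to\kappa_0:=\tfrac12\beta_0\tau\cdot3k_0^2\big(\tanh^2(k_0D)-\tfrac12\big)\cdot\tfrac4{\sqrt3}=2\sqrt3\,\beta_0\tau k_0^2\big(\tanh^2(k_0D)-\tfrac12\big)\ne0.$$
Since $\kappa_\varepsilon$ is $(1-\varepsilon^2)$ times a fixed bounded continuous function, (27) gives $\langle\kappa_\varepsilon\rangle\to m_0\kappa_0\ne0$. Put $x^*=(\gamma^*,0)$, $\gamma^*=\kappa_\varepsilon/\langle\kappa_\varepsilon\rangle^2$. Then $\langle\gamma^*\rangle=1/\langle\kappa_\varepsilon\rangle$ and $\gamma^*=\kappa_\varepsilon\langle\gamma^*\rangle^2$, so $x^*$ solves the problem exactly if $\mathcal R_\varepsilon$ is dropped, and $\|x^*\|\le C$ for small $\varepsilon$.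

**Step 10: linearization and contraction.** This step shows that the linearization at $x^*$ is its own inverse. Write $x=x^*+\xi$, $\xi=(\xi_\gamma,\xi_h)$. Since $2\kappa_\varepsilon\langle\gamma^*\rangle\langle\xi_\gamma\rangle=2\Pi\xi_\gamma$ with $\Pi u=\frac{\kappa_\varepsilon}{\langle\kappa_\varepsilon\rangle}\langle u\rangle$, the equation $x=\mathcal G_\varepsilon(x)$ becomes
$$E\xi=(\kappa_\varepsilon\langle\xi_\gamma\rangle^2,0)+\mathcal R_\varepsilon(x^*+\xi),\qquad E\xi=(\xi_\gamma-2\Pi\xi_\gamma,\ \xi_h).$$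
Because $\langle\kappa_\varepsilon/\langle\kappa_\varepsilon\rangle\rangle=1$, $\Pi$ is a projection, bounded uniformly in $\varepsilon$. Hence $(\mathrm{Id}-2\Pi)^2=\mathrm{Id}-4\Pi+4\Pi=\mathrm{Id}$, and $E^{-1}=E$ is bounded uniformly in $\varepsilon$. Apply Lemma 3 with $R=\sup_\varepsilon\|x^*\|+1$. The map
$$\Phi(\xi)=E^{-1}\big[(\kappa_\varepsilon\langle\xi_\gamma\rangle^2,0)+\mathcal R_\varepsilon(x^*+\xi)\big]$$
has Lipschitz constant at most $C(\rho_0+\varepsilon^{1/8})$ on $\{\|\xi\|\le\rho_0\}$, $\rho_0\le1$, and $\|\Phi(0)\|\le C\varepsilon^{1/8}$. Fix $\rho_0$ small, then $\varepsilon$ small: the Lipschitz constant is at most $\frac12$ and $\|\Phi(\xi)\|\le C\varepsilon^{1/8}+\frac12\rho_0\le\rho_0$. So $\Phi$ has a unique fixed point in this ball, and $\|\xi\|\le\|\Phi(0)\|+\frac12\|\xi\|$ gives $\|\xi\|\le C\varepsilon^{1/8}$. We obtain a solution $\eta$ of (18) with $\hat\eta$ real and radial, $m\in L^1\cap L^2$ and $\|m\|_1\le C\varepsilon$.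

**Step 11: amplitude.** This step identifies the leading profile and shows $\eta\not\equiv0$. From here on $x$ is again the point of $\mathbb R^2$. The off-ring part contributes at most $\|h\|_{L^1}\le C\varepsilon^{13/8}$ in sup norm. The ring part is
$$\varepsilon\int_I\gamma(r)\,2\pi rJ_0(r|x|)\,d\varpi_\varepsilon(r),\qquad\gamma=\gamma^*+O(\varepsilon^{1/8}).$$
For $|x|\le X$ we have $|rJ_0(r|x|)-k_0J_0(k_0|x|)|\le C_X|r-k_0|$, whose average is at most $C_X\varepsilon\log\frac1\varepsilon$; and $\gamma^*$ converges uniformly to a continuous function with value $\kappa_0/(m_0\kappa_0)^2$ at $k_0$. By (27), uniformly on compact sets, $\eta(x)=\varepsilon[AJ_0(k_0|x|)+o(1)]$ with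
$$A=2\pi k_0m_0\frac{\kappa_0}{(m_0\kappa_0)^2}=\frac{2\pi k_0}{m_0\kappa_0}=\frac{\alpha\sqrt{1+k_0^2}}{\sqrt3\,\beta_0\tau k_0\big(\tanh^2(k_0D)-\frac12\big)}.$$
Since $\beta_0=(1+k_0^2)/(k_0\tanh k_0D)$, this is the value in Theorem 1. As $A\ne0$, $\eta\not\equiv0$ for small $\varepsilon$.

## 12. Every clause of the definition

A solution of (18) on the Fourier side must now be shown to give a classical solution of (3) and (4). Apart from the force balance, the arguments use only that $\hat\eta$ is real and radial, $m\in L^1\cap L^2$, and $\|m\|_1\le C\varepsilon$ with $\varepsilon$ small.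

**Step 12: the profile.** Since $e^{|k|}\hat\eta\in L^1$, $\eta$ is real, $C^\infty$ and radial. By Riemann–Lebesgue $\eta$ and $\nabla\eta$ tend to $0$. Also $|\eta|\le\|m\|_1\le C\varepsilon<D$, so $J=1\mp\eta/D>0$, and $z=y+s_\pm\eta$ inverts to $y=(z-\eta)/(1\mp\eta/D)$. The flattening maps are smooth diffeomorphisms of the closed layers.

**Step 13: the potentials are well defined.** Let $U=\sum U_n$ solve (14), with $\hat{\tilde\phi}$ as in (16). By (15) and $e^{|k|}\le\prod e^{|k_i|}$, $e^{|k|}U^*\le\sum C^nm^{*n}\in L^1$. We claim $\tilde\phi^*\in L^1$. For $|k|\ge1$ this follows from $|k|\tilde\phi^*\le CU^*$. For $|k|\le1$, $\phi_1^*\le C|\hat\eta|$, while by Lemma 2, (16) and (7) the remainder is at most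
$$\frac C{|k|}\sum_{n\ge2}C^n\mathfrak m^{*n}\le\frac C{|k|}\sum_{n\ge2}C^n\|\mathfrak m\|_2^2\|\mathfrak m\|_1^{n-2},$$
and $1/|k|$ is integrable on the unit disc of $\mathbb R^2$. So $\tilde\phi=\int\hat{\tilde\phi}(k,y)e^{ik\cdot x}dk$ is well defined, and by Step 4 it is real and radial in $x$. Since $\varphi[F]\in H^1(-D,D)$ is continuous at $y=0$, $\tilde\phi^+-\tilde\phi^-=c\eta$ holds there.

**Step 14: smoothness.** For all $j\ge0$, $|k|^j\tilde\phi^*$ and $|k|^jU^*$ are in $L^1$. By dominated convergence $\tilde\phi$ and $W=\int\hat We^{ik\cdot x}dk$ have continuous $x$-derivatives of all orders on the closed layers. Integrating $\hat W=\partial_y\hat{\tilde\phi}$ in $y$ and using Fubini, $W=\tilde\phi_y$ classically. Let $Q_h=V+F_h$, $Q_3=W+F_3$. For each $k\ne0$, $\hat Q_3(k,\cdot)$ is $C^1$ on each closed layer with $\partial_y\hat Q_3=-ik\cdot\hat Q_h$ (Lemma 2 and the lift), and $|k|^jQ_h^*\in L^1$ for all $j$. In the same way $\partial_yQ_3=-\nabla_x\cdot Q_h$ classically.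

Now induct. Suppose $\partial_y^j\tilde\phi$, $j\le n$, exist and have continuous $x$-derivatives of all orders; this is true for $n=1$. By (10) the same holds for $\partial_y^jQ_h$, $j\le n-1$, hence for $\partial_y^nQ_3=-\partial_y^{n-1}\nabla_x\cdot Q_h$. Solving (10) for $W$,
$$\tilde\phi_y=\frac J{1+s^2|\nabla\eta|^2}\big(Q_3+s\nabla\eta\cdot\nabla_x\tilde\phi\big),$$
so the claim holds for $n+1$. Hence $\tilde\phi^\pm$, and therefore $\phi^\pm$, are $C^\infty$ up to the interface and the walls.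

**Step 15: the equations.** As all functions are smooth, $\nabla_x\cdot Q_h+\partial_yQ_3=0$ and (9) give $J(\Delta\phi^\pm)(x,y+s\eta)=0$, so $\phi^\pm$ are harmonic. Lemma 2 and the lift give, for each $k$, $\hat Q_3=0$ at $y=\pm D$ and continuity of $\sigma\hat Q_3$ at $y=0$, so the wall and flux conditions hold pointwise. The jump condition was verified in Step 13. All terms of (18) are integrable in $k$, by (19); multiplying by $e^{ik\cdot x}$ and integrating gives the force balance (4).

**Step 16: decay.** If $\hat u(k,y)$ is continuous in $y$ on a compact interval and $u^*\in L^1$, then $y\mapsto\hat u(\cdot,y)\in L^1(\mathbb R^2)$ is continuous by dominated convergence, so its range is compact; covering it by finitely many small balls shows that Riemann–Lebesgue holds uniformly in $y$. Apply this to $\tilde\phi,V,W$. With $\eta,\nabla\eta\to0$, $\phi_z=W/J$ and $\nabla_x\phi=V-s\nabla\eta W/J$, we get $\phi^\pm\to0$ and $\nabla\phi^\pm\to0$ as $r\to\infty$, uniformly in $z$.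

So $(\eta,\phi^-,\phi^+)$ is a localized axisymmetric solution for all $B=B_c(1-\varepsilon^2)$, $0<\varepsilon<\varepsilon_0(\mu,D)$. This proves Theorem 1, and with it the statement of the problem. $\blacksquare$

## 13. Exactly one spot in the class: proof of Theorem 2

**Step 17: the potentials are determined by $\eta$.** Let $\chi$ be the difference of two admissible pairs of potentials for the same $\eta$. It is harmonic in each layer and continuous across the interface, because the jumps cancel. Let $\sigma=\mu$ below and $1$ above the interface. Green's formula in each layer, with the wall and flux conditions, gives $\int\sigma\nabla\chi\cdot\nabla\psi=0$ for all compactly supported Lipschitz $\psi$ on the closed layer $|z|\le D$. Also $\chi\to0$ uniformly in $z$. For $t>0$ the function $\psi=(\chi-t)^+$ therefore has bounded support, and it is Lipschitz. Hence $\int\sigma|\nabla(\chi-t)^+|^2=0$, so $(\chi-t)^+$ is constant, and being zero far away it vanishes. As $t>0$ was arbitrary,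 $\chi\le0$; the same for $-\chi$ gives $\chi=0$.

Now take a solution in the class of Theorem 2. The bound there makes $\hat\eta$ integrable, so $\hat\eta$ is determined by $\eta$; as $\eta$ is real and radial, $\hat\eta$ is radial and, being even, real. Thus $\hat\eta$ comes from a pair $x=(\gamma,h)$ with $\|x\|\le R$, and $\|m\|_1\le CR\varepsilon$. For small $\varepsilon$ the potentials built from (14) are admissible for this $\eta$ by Section 12, so the given potentials coincide with them. The force balance then is (18), so $x=\mathcal G_\varepsilon(x)$ and $\|x\|\le R$.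

**Step 18: fixed points are near $0$ or near $x^*$.** Put $t=\langle\gamma\rangle$. By Lemma 3, with constants $C_R$ that may change, $\varepsilon^{-13/8}(\|h\|_1+\|h\|_2)\le C_R\varepsilon^{1/8}$ and $\|\gamma-\kappa_\varepsilon t^2\|_\infty\le C_R\varepsilon^{1/8}$. Averaging, $|t-\langle\kappa_\varepsilon\rangle t^2|\le C_R\varepsilon^{1/8}$. Since $\langle\kappa_\varepsilon\rangle$ is bounded and bounded away from $0$, $|t|\,|t-1/\langle\kappa_\varepsilon\rangle|\le C_R\varepsilon^{1/8}$, so one factor is at most $C_R\varepsilon^{1/16}$. If $t$ is close to $0$, then $\gamma$ is close to $0$; if $t$ is close to $1/\langle\kappa_\varepsilon\rangle$, then $\gamma$ is close to $\kappa_\varepsilon/\langle\kappa_\varepsilon\rangle^2=\gamma^*$. Thus $x$ is $o(1)$-close to $0$ or to $x^*$.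

**Step 19: uniqueness in each neighborhood.** In $\{\|x-x^*\|\le\rho_0\}$ the fixed point is unique by Step 10. On $\{\|x\|\le\rho\}$, $\rho\le1$, Lemma 3 shows that $\mathcal G_\varepsilon$ has Lipschitz constant at most $C(\rho+\varepsilon^{1/8})<1$ for $\rho,\varepsilon$ small, so $0$ is the only fixed point there, and it is excluded by $\eta\not\equiv0$. For $R>\sup_\varepsilon\|x^*\|+1$ the solution constructed in Theorem 1 lies in the class, so it is the only one. $\blacksquare$
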